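# Sudoku puzzles that vectors can solve and symbols cannot

## 1. Nine orthonormal triples in $\mathbb C^3$

Index the standard basis of $\mathbb C^3$ by $\mathbb Z_3$, as $e_0,e_1,e_2$, and let $\omega=e^{2\pi i/3}$. Inner products are linear in the second argument. Let
$$Xe_j=e_{j+1},\qquad Ze_j=\omega^je_j .$$
Since $XZe_j=\omega^je_{j+1}$ and $ZXe_j=\omega^{j+1}e_{j+1}$, we have
$$X^aZ^b=\omega^{-ab}Z^bX^a .\tag{1}$$
Fix a complex number $u$ with $|u|=1$ and $\mathrm{Re}\,u=\tfrac14$, and put
$$\hat p=\tfrac1{\sqrt2}(1,-1,0),\qquad \hat\alpha=\tfrac1{\sqrt3}(1,1,u),\qquad \hat\beta=\tfrac1{\sqrt6}(1,1,-2u).\tag{2}$$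
The object on which everything turns is the $3\times3$ array whose position $(a,b)\in\mathbb Z_3^2$ holds the triple $X^aZ^b\hat p,\ X^aZ^b\hat\alpha,\ X^aZ^b\hat\beta$.

**Lemma 1.** (i) Each triple $\{X^aZ^b\hat p,\,X^aZ^b\hat\alpha,\,X^aZ^b\hat\beta\}$ is an orthonormal basis (ONB) of $\mathbb C^3$. (ii) For each $a$, the three vectors $X^aZ^b\hat\alpha$, $b\in\mathbb Z_3$, form an ONB. (iii) For each $b$, the three vectors $X^aZ^b\hat\beta$, $a\in\mathbb Z_3$, form an ONB. (iv) $X^aZ^b\hat p=\frac1{\sqrt2}(e_a-\omega^be_{a+1})$.

**Proof.** (i) As $X^aZ^b$ is unitary, it suffices to treat $a=b=0$. The vectors have norm one; $\hat p$ is orthogonal to every vector whose first two coordinates agree; and $\langle\hat\alpha,\hat\beta\rangle$ is a multiple of $1+1-2|u|^2=0$.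

(ii) Again drop the unitary $X^a$. All coordinates of $\hat\alpha$ have modulus $1/\sqrt3$, so $\langle Z^b\hat\alpha,Z^{b'}\hat\alpha\rangle=\frac13\sum_j\omega^{(b'-b)j}$, which is $1$ if $b=b'$ and $0$ otherwise.

(iii) We have $X\hat\beta=\frac1{\sqrt6}(-2u,1,1)$, so
$$\langle\hat\beta,X\hat\beta\rangle=\tfrac16(-2u+1-2\bar u)=\tfrac16(1-4\,\mathrm{Re}\,u)=0 .$$
Since $X^2=X^{-1}$, also $\langle\hat\beta,X^2\hat\beta\rangle=\langle X\hat\beta,\hat\beta\rangle=0$. So $\{X^a\hat\beta\}_a$ is an ONB. Apply the unitary $Z^b$ and use (1): $X^aZ^b\hat\beta$ equals $Z^bX^a\hat\beta$ up to a phase.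

(iv) $Z^b\hat p=\frac1{\sqrt2}(e_0-\omega^be_1)$; apply $X^a$. $\square$

You do not have to remember (2): it can be rederived. We want $\hat p$ in the plane of $e_0,e_1$ with two coordinates of equal size, so take $(1,-1,0)/\sqrt2$. We want the $Z$-orbit of $\hat\alpha$ to be orthonormal; a vector all of whose coordinates have the same modulus does this, and orthogonality to $\hat p$ makes its first two coordinates equal, so up to phase $\hat\alpha=(1,1,u)/\sqrt3$ with $|u|=1$. Then $\hat\beta$ is forced up to phase to be $(1,1,-2u)/\sqrt6$. The only demand left, an orthonormal $X$-orbit of $\hat\beta$, is the equation $\mathrm{Re}\,u=\frac14$.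

What is the array for? Read "three orthonormal vectors" as the vector version of "three different symbols". The array is then a pattern of nine triples: $\alpha$-entries all different along each line $a=$ const, $\beta$-entries all different along each line $b=$ const, and the third entry at $(a,b)$ restricted to the two symbols $a,a+1$. We will see that symbols obeying these rules obey a counting law involving an integer $t\in\{1,2\}$, while the vectors of Lemma 1 realize the value $t=\frac32$. Four copies wired together ask for a value of $t$ that no integer satisfies, and this yields Sudoku puzzles that cannot be solved with symbols but can be solved with vectors.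

## 2. SudoQ squares and a two-part conjecture

Let $n\ge2$ and let $\{|1\rangle,\dots,|n^2\rangle\}$ be the canonical basis of $\mathbb C^{n^2}$; we also write $e_k$ for $|k\rangle$. Vectors are taken up to phase throughout; $x\sim y$ means equality up to phase.

**Definition 1.** A *SudoQ square* of size $n^2$ is an $n^2\times n^2$ matrix of vectors in $\mathbb C^{n^2}$ such that the $n^2$ vectors in each row, each column and each of the $n^2$ standard $n\times n$ sub-squares form an ONB of $\mathbb C^{n^2}$.

**Definition 2.** A *quantum grid* of size $n^2$ is an $n^2\times n^2$ matrix whose entries are zero (an empty cell) or unit vectors of $\mathbb C^{n^2}$, the latter up to phase. We write $G\le H$ if every nonzero entry of $G$ equals, up to phase, the corresponding entry of $H$. A *quantum solution* (or *solution*) of $G$ is a SudoQ square $S$ with $G\le S$. A grid is *classical* if each entry is $0$ or, up to phase, a canonical basis vector. A *classical solution* is a solution which is a classical grid; a solution is *purely quantum* if it is not classical, that is, if at least one entry is not a multiple of a canonical basis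 vector.

A classical grid is exactly a partially filled Sudoku puzzle, and its classical solutions are its ordinary Sudoku solutions. A puzzle is *unsolvable* if it has no classical solution and *proper* if it has exactly one.

A first example, with $n=2$. Write $k$ for $e_k$, let $v,v'$ be any ONB of $\mathrm{span}\{e_1,e_2\}$, and consider
$$G=\begin{pmatrix}\cdot&\cdot&3&4\\3&4&1&2\\\cdot&\cdot&4&3\\4&3&2&1\end{pmatrix},\qquad S=\begin{pmatrix}v&v'&3&4\\3&4&1&2\\v'&v&4&3\\4&3&2&1\end{pmatrix}.\tag{3}$$
The lines of $S$ that meet the open cells consist of $e_3,e_4,v,v'$; so $S$ is a SudoQ square and $G\le S$. Taking $\{v,v'\}=\{e_1,e_2\}$ in the two possible orders gives the two classical solutions of $G$. Every other ONB gives a purely quantum solution. So $G$ is neither unsolvable nor proper.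

The question is whether vectors can do something essentially new. Can a puzzle with no ordinary solution be solved with vectors? Can a puzzle with a single ordinary solution have a further one with genuine superpositions? The following conjecture, from Ion Nechita and Jordi Pillet, "SudoQ -- a quantum variant of the popular game", arXiv:2005.10862 (2020), answers no to both.

**Conjecture.** An unsolvable Sudoku puzzle does not have any quantum solutions. Similarly, a proper Sudoku puzzle has no purely quantum solutions.

We read it as a claim for every $n\ge2$ and every puzzle of size $n^2\times n^2$. In that form both parts are false, and both are true for $n=2$.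

**Theorem 1.** For every $n\ge 42$ there is an unsolvable Sudoku puzzle of size $n^2\times n^2$ which has a quantum solution.

**Theorem 2.** For every $n\ge 50$ there is a proper Sudoku puzzle of size $n^2\times n^2$ which has a purely quantum solution.

**Theorem 3.** Let $n=2$. If $S$ is a non-classical SudoQ square of size $4$, the classical grid formed by its classical entries has at least two classical solutions. Hence both parts of the conjecture hold for $n=2$.

The arguments below do not decide the first part for $3\le n\le41$ or the second for $3\le n\le49$.

We use three textbook facts. Hall's theorem: a bipartite graph with parts of equal finite size has a perfect matching if every subset $S$ of one fixed part has at least $|S|$ neighbors. König's theorem: an $r$-regular bipartite graph decomposes into $r$ perfect matchings. And, for Theorem 3, the structure theorem for a unital $*$-algebra $\mathcal A$ of operators on $\mathbb C^m$: there is a unitary identification $\mathbb C^m=\bigoplus_jH_j\otimes K_j$ under which $\mathcal A=\bigoplus_jB(H_j)\otimes1$, and the operators commuting with $\mathcal A$ form $\mathcal A'=\bigoplus_j1\otimes B(K_j)$.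

## 3. From Sudoku to Latin squares to skeletons

Sudoku grids are awkward to design by hand. Two reductions let us work with a small bipartite pattern instead.

**Definition 3.** Let $P$ be a partial Latin square of order $n$ on a symbol set $K$, $|K|=n$. A *quantum completion* of $P$ is an $n\times n$ array of unit vectors of $\mathbb C^K$ in which every row and column is an ONB and every cell filled with $k$ in $P$ contains $e_k$ up to phase. It is classical if all its entries are basis vectors up to phase.

For instance, the empty partial Latin square of order $2$ has the quantum completions $\begin{pmatrix}v&v'\\v'&v\end{pmatrix}$, with $v,v'$ any ONB of $\mathbb C^2$. Example (3) shows this array sitting inside a $4\times4$ Sudoku. This happens in general.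

**Lemma 2.** For every partial Latin square $P$ of order $n$ there is a Sudoku puzzle $G_P$ of size $n^2$ whose quantum solutions correspond bijectively (up to phases) to the quantum completions of $P$, with classical solutions corresponding to classical completions. The solutions differ only in cells that correspond to empty cells of $P$.

**Proof.** Let $K=\mathbb Z_n$. Index rows by $(a,b)\in\mathbb Z_n^2$, where $a$ is the band, and columns by $(c,d)\in\mathbb Z_n^2$, where $c$ is the stack; a sub-square is given by fixing $(a,c)$. Put the symbol $(b+c,\,a+d)\in\mathbb Z_n^2$ in cell $((a,b),(c,d))$. For fixed $(a,b)$, for fixed $(c,d)$ and for fixed $(a,c)$, this is a bijection from the remaining two variables onto $\mathbb Z_n^2$. So we have a Sudoku solution $L_0$.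

Let $Q$ be the set of cells with $b=0$ and $c=0$. Its cell with parameters $(a,d)$ contains $(0,a+d)$. Define $G_P$ to agree with $L_0$ outside $Q$; in the cell $(a,d)$ of $Q$ put $(0,k)$ if $P$ has $k$ in row $a$, column $d$, and leave it empty otherwise. Let $H=\mathrm{span}\{e_{(0,s)}:s\in\mathbb Z_n\}$, identified with $\mathbb C^K$ by $e_{(0,s)}\leftrightarrow e_s$.

We check the three kinds of lines that meet $Q$. In row $(a,0)$ the cells outside $Q$ have $c\ne0$ and contain $(c,a+d)$, so each symbol with nonzero first coordinate exactly once. In column $(0,d)$ the cells outside $Q$ have $b\ne0$ and contain $(b,a+d)$, again each such symbol once. In sub-square $(a,0)$ the cells outside $Q$ have $b\ne0$ and contain $(b,a+d)$, again each such symbol once; and its $Q$-cells are exactly the $Q$-cells of row $(a,0)$.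

In a quantum solution of $G_P$, the $n$ entries in the $Q$-cells of row $(a,0)$ are therefore orthonormal and orthogonal to all $e_{(s,s')}$ with $s\ne0$; so they form an ONB of $H$. The same holds for column $(0,d)$. The $Q$-entries form a quantum completion of $P$. Conversely, inserting a quantum completion into $Q$ makes all rows $(a,0)$, columns $(0,d)$ and sub-squares $(a,0)$ into ONBs. The other rows, columns and sub-squares do not meet $Q$ and are those of $L_0$. Entries outside $Q$ are classical, so classical corresponds to classical. $\square$

For $n=2$, with $1=(0,0)$, $2=(0,1)$, $3=(1,0)$, $4=(1,1)$ and $P$ empty, $G_P$ is exactly the grid $G$ of (3).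

The second reduction separates the interesting empty cells from the filler. A *line* is a row or a column.

**Definition 4.** Let $D$ be a set of $d$ colors, and let $R$ (rows) and $C$ (columns) be sets with $|R|=|C|=n\ge d$. A *skeleton* consists of a set $F\subset R\times C$ of *open cells* and, for each line $v\in R\cup C$, a set $M(v)\subset D$ with
$$|M(v)|=\#\{\text{open cells on }v\}.\tag{4}$$
A *quantum coloring* assigns to each open cell a unit vector of $\mathbb C^D$ so that on each line $v$ these vectors form an ONB of $\mathbb C^{M(v)}=\mathrm{span}\{e_k:k\in M(v)\}$. A *coloring* assigns a color to each open cell so that on each line $v$ the open cells receive each color of $M(v)$ exactly once.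

Colorings are the quantum colorings with classical entries. The value in an open cell $(r,c)$ lies in $\mathbb C^{M(r)}\cap\mathbb C^{M(c)}=\mathbb C^{M(r)\cap M(c)}$, respectively in $M(r)\cap M(c)$. Put
$$R_k=\{r\in R:k\notin M(r)\},\qquad C_k=\{c\in C:k\notin M(c)\}.$$

**Lemma 3.** Suppose there are pairwise disjoint sets of non-open cells $\Phi_k$ ($k\in D$) such that $\Phi_k$ is a perfect matching between $R_k$ and $C_k$. Then there is a partial Latin square of order $n$ whose empty cells are exactly $F$, and whose quantum (classical) completions correspond exactly to the quantum colorings (colorings) of the skeleton.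

**Proof.** Put $k$ in the cells of $\Phi_k$. View cells as edges of a bipartite graph on $R\cup C$. The graph $F\cup\bigcup_k\Phi_k$ is $d$-regular, since line $v$ has $|M(v)|$ open cells and one cell of $\Phi_k$ for each $k\in D\setminus M(v)$. So its complement in $R\times C$ is $(n-d)$-regular, and by König's theorem it is a union of $n-d$ perfect matchings. Fill these with $n-d$ new symbols, one per matching. Now line $v$ contains each of the $n$ symbols not in $M(v)$ exactly once and none of $M(v)$. Hence an assignment to $F$ is a completion if and only if on each line $v$ it gives an ONB of $\mathbb C^{M(v)}$, respectively each element of $M(v)$ once. $\square$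

As an example, let $D=\{0,1\}$, let two rows and two columns have $M=D$ with all four common cells open, and let all further lines be "extra", with $M=\emptyset$. For $n=3$ there is one extra row and one extra column, and $\Phi_0$, $\Phi_1$ would have to use the same cell: the lemma does not apply. For $n=4$ the two diagonals of the extra $2\times2$ block serve as $\Phi_0,\Phi_1$, and we get
$$\begin{pmatrix}\cdot&\cdot&2&3\\\cdot&\cdot&3&2\\2&3&0&1\\3&2&1&0\end{pmatrix}.$$
So a skeleton needs room for its clues. The next lemma is how we will find that room.

**Lemma 4.** A bipartite graph with parts of size $m\ge1$ and all degrees $\ge m/2$ has a perfect matching.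

**Proof.** Let $S\ne\emptyset$ lie in one part and let $N(S)$ be its set of neighbors. If $|S|\le m/2$, then $|N(S)|\ge m/2\ge|S|$. If $|S|>m/2$, fewer than $m/2$ vertices of that part lie outside $S$, so every vertex of the other part has a neighbor in $S$, and $|N(S)|=m\ge|S|$. Apply Hall's theorem. $\square$

## 4. Two open cells per line: every cycle is even

The natural first attempt is to build an obstruction from the smallest pieces, lines with two open cells. On such a line, with $M(v)=\{k,l\}$, two vectors $e_k\pm e_l$ (normalized) are as good as two symbols, and a classical coloring must alternate $k,l$. An odd cycle of such constraints would forbid symbols. But it never occurs.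

**Observation 1.** Suppose every line of a skeleton has at most two open cells. If the skeleton has a quantum coloring, it has a coloring. If it has a quantum coloring with a non-classical entry, it has at least two colorings.

**Proof.** View open cells as edges of the bipartite graph on $R\cup C$. Degrees are at most $2$, so each component with an edge is a path or a cycle. Take a quantum coloring. On a line with one open cell the entry is classical, because $|M(v)|=1$. On a line with two open cells and $M(v)=\{k,l\}$, if one entry is $e_k$ up to phase, the other is $e_l$ up to phase. So within a component either all entries are classical or none is. In a component with no classical entry every line has two open cells, so the component is a cycle; the entry of an open cell $(r,c)$ lies in $\mathbb C^{M(r)\cap M(c)}$ and is not classical, so $|M(r)\cap M(c)|=2$ and $M(r)=M(c)$. Thus all lines of the cycle have the same set $\{k,l\}$. A cycle in a bipartite graph has even length, so its cells can be colored alternately $k,l$, in two ways. Keep the classical components as they are. $\square$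

The attempt stops at one word: even. Rows alternate with columns around any cycle, so a parity obstruction cannot come from single lines. To get past this, we replace a single line by a larger unit, made of lines with three open cells, such that (a) the unit has one classical parameter, and (b) wires connect units, rather than rows to columns. The graph of units and wires can then contain a triangle. The unit is the array of Section 1.

## 5. The counting law for nine triples of symbols

Here is the classical version of the array. The symbol $w_{ab}$ plays the part of $X^aZ^b\hat p$, which lies in $\mathbb C^{\{a,a+1\}}$.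

**Lemma 5.** Let $w,\alpha,\beta:\mathbb Z_3\times\mathbb Z_3\to\mathbb Z_3$ satisfy: $\{w_{ab},\alpha_{ab},\beta_{ab}\}=\mathbb Z_3$ for all $(a,b)$; $b\mapsto\alpha_{ab}$ is bijective for each $a$; $a\mapsto\beta_{ab}$ is bijective for each $b$; and $w_{ab}\in\{a,a+1\}$. Then:

(1) there is $t\in\{1,2\}$ with $\#\{b:w_{ab}=a\}=t$ for every $a$;

(2) let $b_a$ be the index $b$ for which $w_{ab}$ differs from the other two values $w_{ab'}$. Then $\{b_0,b_1,b_2\}\ne\mathbb Z_3$. If $|\{b_0,b_1,b_2\}|=2$, then $\alpha,\beta$ are uniquely determined by $w$.

Conversely, if $w_{ab}\in\{a,a+1\}$ satisfies (1) and $|\{b_0,b_1,b_2\}|=2$, then $\alpha,\beta$ with the above properties exist.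

**Proof.**

**Step 1: count one color to get (1).** Let $y_a=\#\{b:w_{ab}=a\}$. Color $a$ occurs once in each of the nine triples, three times among the $\alpha$'s (once for each first index) and three times among the $\beta$'s. So it occurs three times among the $w$'s. It can occur there only at first index $a$, which it does $y_a$ times, and at first index $a-1$, which it does $3-y_{a-1}$ times. Hence $y_a+3-y_{a-1}=3$, that is, $y_a=y_{a-1}$. All $y_a$ equal a common $t$. If $t=3$, then $w_{ab}=a$ for all $b$, so $\alpha_{ab}\ne a$ for all $b$, against bijectivity. If $t=0$, then $w_{ab}=a+1$ for all $b$, and $\alpha_{ab}\ne a+1$ for all $b$, again impossible.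

**Step 2: the case $t=1$.** The aim is to show that $\alpha,\beta$ depend on $w$ and on a single index $c$. Now $w_{ab_a}=a$ and $w_{ab}=a+1$ for $b\ne b_a$. The color $a+1$ occurs among $\alpha_{a0},\alpha_{a1},\alpha_{a2}$, and can do so only at $b_a$. So $\alpha_{ab_a}=a+1$ and $\beta_{ab_a}=a+2$. At the two other indices, $\{\alpha_{ab},\beta_{ab}\}=\{a,a+2\}$, and $\alpha$ takes each of $a,a+2$ once there, hence so does $\beta$. Thus $\beta_{ab}=a$ for exactly one index $b=:c_a$, with $c_a\ne b_a$, and $\beta_{ab}=a+2$ for the two other $b$.

Fix $b$ and let $m$ be the number of $a$ with $\beta_{ab}-a=2$; the other differences are $0$. Since $a\mapsto\beta_{ab}$ is bijective, $2m=\sum_a(\beta_{ab}-a)=0$ in $\mathbb Z_3$, so $m\in\{0,3\}$. This means: for each $b$, either $c_a=b$ for all $a$ or for no $a$. Hence $c_0=c_1=c_2=:c$, and $c\notin\{b_0,b_1,b_2\}$. So $\{b_0,b_1,b_2\}\neq\mathbb Z_3$, the functions $\alpha,\beta$ are determined by $w$ and $c$, and if $|\{b_0,b_1,b_2\}|=2$ then $c$ is determined too.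

Conversely, given $w$ with $t=1$ and $c\notin\{b_0,b_1,b_2\}$, define
$$(\alpha,\beta)_{ab}=\begin{cases}(a+1,a+2)&b=b_a,\\(a+2,a)&b=c,\\(a,a+2)&\text{at the third index }b.\end{cases}$$
With $w_{ab}=a,\,a+1,\,a+1$ in these three cases, each triple is $\mathbb Z_3$. For fixed $a$ the values of $\alpha$ are $a+1,a+2,a$. For fixed $b$, $\beta_{ab}$ is $a$ for all $a$ (if $b=c$) or $a+2$ for all $a$ (if $b\ne c$), a bijection in both cases.

**Step 3: the case $t=2$.** Now $w_{ab_a}=a+1$ and $w_{ab}=a$ otherwise. Color $a$ occurs among the $\alpha_{ab}$ only at $b_a$, so $\alpha_{ab_a}=a$ and $\beta_{ab_a}=a+2$. At the other two indices $\{\alpha_{ab},\beta_{ab}\}=\{a+1,a+2\}$, and $\alpha$ takes both values there. So $\beta_{ab}=a+1$ for exactly one index $b=:c_a\ne b_a$, and $\beta_{ab}=a+2$ otherwise. For fixed $b$ let $m$ of the differences $\beta_{ab}-a$ be $2$ and $3-m$ be $1$. Their sum is $3+m\equiv0$, so $m\in\{0,3\}$ and as before $c_0=c_1=c_2=:c\notin\{b_0,b_1,b_2\}$, with the same consequences. Conversely take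
$$(\alpha,\beta)_{ab}=\begin{cases}(a,a+2)&b=b_a,\\(a+2,a+1)&b=c,\\(a+1,a+2)&\text{at the third index }b.\end{cases}$$
With $w_{ab}=a+1,\,a,\,a$ the triples are $\mathbb Z_3$; for fixed $a$ the values of $\alpha$ are $a,a+2,a+1$; for fixed $b$, $\beta_{ab}$ is $a+1$ for all $a$ or $a+2$ for all $a$. $\square$

An example that will reappear: write triples over $b=0,1,2$ and let $w_{0\cdot}=(1,0,1)$, $w_{1\cdot}=(1,2,2)$, $w_{2\cdot}=(2,0,0)$. Then $t=1$ and $(b_0,b_1,b_2)=(1,0,0)$, so $c=2$, and the unique solution is
$$\alpha_{0\cdot}=(0,1,2),\ \alpha_{1\cdot}=(2,1,0),\ \alpha_{2\cdot}=(0,2,1);\qquad \beta_{0\cdot}=(2,2,0),\ \beta_{1\cdot}=(0,0,1),\ \beta_{2\cdot}=(1,1,2).$$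

It is instructive to run Step 1 with vectors. Suppose the nine triples are ONBs of $\mathbb C^3$, the $\alpha$'s are ONBs along $b$, the $\beta$'s along $a$, and $w_{ab}\in\mathbb C^{\{a,a+1\}}$. Put $y_a=\sum_b|\langle e_a,w_{ab}\rangle|^2$. The squared overlaps with $e_a$ sum to $9$ over the nine triples, to $3$ over the $\alpha$'s and to $3$ over the $\beta$'s, so to $3$ over the $w$'s, and again $y_a=y_{a-1}$. But now the common value $t$ need not be an integer. For Lemma 1 (iv) it is $3\cdot\frac12=\frac32$.

## 6. Four gadgets wired along $K_4$: proof of Theorem 1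

Join two gadgets by a wire that forces their $w$-symbols at $(a,b)$ to be different, for one $a$ and all $b$. Counting color $a$ over $b$ then gives $t_i+t_{i'}=3$. On a triangle this reads $2(t_1+t_2+t_3)=9$: impossible for integers, solved by $t_i=\frac32$. Each gadget has wires for $a=0,1,2$; we let all wires of a given $a$ follow one perfect matching of the set of gadgets. So their number must be even; two gadgets give no triangle, and four do.

Let $n\ge42$ and $D=\{0,1,2\}=\mathbb Z_3$. Let
$$\mu_0=\{12,34\},\qquad \mu_1=\{13,24\},\qquad \mu_2=\{14,23\}\tag{5}$$
be the three perfect matchings of $\{1,2,3,4\}$ (here $12$ means $\{1,2\}$, and so on). Throughout, $i\in\{1,2,3,4\}$ and $a,b\in\mathbb Z_3$.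

**Step 1: the skeleton.** The rows are the 36 rows $\rho(i,a,b)$ with $M=\{0,1,2\}$ and $n-36$ extra rows with $M=\emptyset$. The columns are $A(i,a)$ and $B(i,b)$, 24 in all, with $M=\{0,1,2\}$; the 18 *wire columns* $\eta(a,E,b)$ with $E\in\mu_a$ and $M=\{a,a+1\}$; and $n-42$ extra columns with $M=\emptyset$. Row $\rho(i,a,b)$ is open in exactly three columns: $A(i,a)$, $B(i,b)$ and $\eta(a,E,b)$, where $E$ is the edge of $\mu_a$ containing $i$. Extra lines have no open cell. Column $A(i,a)$ is open in the rows $\rho(i,a,b)$, $b\in\mathbb Z_3$; column $B(i,b)$ in the rows $\rho(i,a,b)$, $a\in\mathbb Z_3$; column $\eta(a,\{i,i'\},b)$ in the two rows $\rho(i,a,b)$ and $\rho(i',a,b)$. So (4) holds on every line.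

**Step 2: the clues.** We verify the hypothesis of Lemma 3. The set $R_k$ consists of the $n-36$ extra rows. A wire column misses $k$ exactly when $k=a+2$, that is, $a=k+1$; so $C_k$ consists of the six wire columns with $a=k+1$ and the $n-42$ extra columns. Thus $|R_k|=|C_k|=m$ with $m=n-36\ge6$, and no cell of $R_k\times C_k$ is open. Choose $\Phi_0,\Phi_1,\Phi_2$ one after the other, avoiding cells already used. At each stage at most two cells per line have been used, so the available degrees are at least $m-2\ge m/2$, and Lemma 4 gives the matching. Lemma 3 now yields a partial Latin square $P_n$ of order $n$.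

**Step 3: there is no coloring.** Suppose there is one, and let $w^i_{ab},\alpha^i_{ab},\beta^i_{ab}$ be the colors in row $\rho(i,a,b)$ in its wire column, in $A(i,a)$ and in $B(i,b)$. For each $i$ these satisfy the hypotheses of Lemma 5: the row gives the triples, the columns $A(i,a)$ and $B(i,b)$ the two bijections, and the set $M=\{a,a+1\}$ of the wire column the restriction on $w$. So we get numbers $t_i$. Let $i\ne i'$ and let $a$ be the index with $\{i,i'\}\in\mu_a$. For every $b$ the column $\eta(a,\{i,i'\},b)$ gives $\{w^i_{ab},w^{i'}_{ab}\}=\{a,a+1\}$. Counting color $a$ over the three values of $b$ gives $t_i+t_{i'}=3$. Hence $t_1+t_2=t_1+t_3=t_2+t_3=3$ and $2(t_1+t_2+t_3)=9$, a contradiction because the $t_i$ are integers.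

**Step 4: there is a quantum coloring.** Place a copy of the array of Lemma 1 in each gadget. On the wire columns the two copies must then be made orthogonal, and diagonal signs do this. Let
$$\Delta_1=I,\quad \Delta_2=\mathrm{diag}(1,-1,1),\quad \Delta_3=\mathrm{diag}(1,1,-1),\quad \Delta_4=\mathrm{diag}(1,-1,-1).\tag{6}$$
In row $\rho(i,a,b)$ put $\Delta_iX^aZ^b\hat p$ in the wire column, $\Delta_iX^aZ^b\hat\alpha$ in $A(i,a)$ and $\Delta_iX^aZ^b\hat\beta$ in $B(i,b)$. Since $\Delta_i$ is unitary, Lemma 1 (i), (ii), (iii) says that the lines $\rho(i,a,b)$, $A(i,a)$, $B(i,b)$ carry ONBs of $\mathbb C^3$. The column $\eta(a,\{i,i'\},b)$ carries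
$$\tfrac1{\sqrt2}\Delta_i(e_a-\omega^be_{a+1})\quad\text{and}\quad\tfrac1{\sqrt2}\Delta_{i'}(e_a-\omega^be_{a+1}).$$
Both lie in $\mathbb C^{\{a,a+1\}}$. If $s_j$ denotes the $j$-th diagonal entry of $\Delta_i\Delta_{i'}$, their inner product is $\frac12(s_a+s_{a+1})$, which vanishes exactly when $s_a,s_{a+1}$ have opposite signs. We check the six edges:
$$\begin{aligned}a=0\ (\text{positions }0,1):&\quad\Delta_1\Delta_2=\Delta_3\Delta_4=\mathrm{diag}(1,-1,1),\\ a=1\ (\text{positions }1,2):&\quad\Delta_1\Delta_3=\Delta_2\Delta_4=\mathrm{diag}(1,1,-1),\\ a=2\ (\text{positions }2,0):&\quad\Delta_1\Delta_4=\Delta_2\Delta_3=\mathrm{diag}(1,-1,-1).\end{aligned}$$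
In each case the two signs are opposite. So this is a quantum coloring.

**Step 5: back to Sudoku.** By Lemma 3, $P_n$ has a quantum completion and no classical one. By Lemma 2, $G_{P_n}$ is an unsolvable Sudoku puzzle of size $n^2\times n^2$ with a quantum solution. This proves Theorem 1. $\square$

## 7. A cyclic switch through eight cut wires: proof of Theorem 2

For the second part we need a puzzle with exactly one classical solution. The plan is to equip the skeleton of Section 6 with a switch. In mode 0 the old skeleton is intact: vectors can fill it, symbols cannot. In mode 1 some wires are cut, and the symbols have exactly one solution.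

To cut a wire column $\eta=\eta(a,E,b)$, introduce a fourth color $\infty$. Let $\rho$ and $\sigma$ be the two rows open in $\eta$, and allow the wire cell of $\sigma$ to be $\infty$. When it is, column $\eta$ still owes one of its colors $a,a+1$, call it $h$, which is placed in a new cell $z$ of $\eta$; and row $\sigma$ owes one color, call it $g$, which goes in a new cell $z'$ of $\sigma$. Then the gadget of $\rho$ sees the color of $\{a,a+1\}$ other than $h$, and the gadget of $\sigma$ behaves as if its wire color were $g$. If $g=h$ the two gadgets still see different colors, as on an intact wire, but the values are now known: the cut pins them. If $g\ne h$, both see the color $g$, and the equation $t_i+t_{i'}=3$ changes. To make all cuts switch together we chain them through new control lines; the chaining cell of cut $k$ and cut $k+1$ must carry color $g_k$ in one mode, which forces $g_k=h_{k+1}$. So around a cycle with $g_k,h_k\in\{0,1\}$ there are as many cuts with $(h,g)=(0,1)$ as with $(1,0)$. We use one of each, on the wires $12$ and $34$ at $a=0$, and six cuts with $g=h$ for pinning. The equations will become $t_1+t_2=2$, $t_3+t_4=4$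 and $t_i+t_{i'}=3$ for the other pairs, with solution $(1,1,2,2)$.

**Step 1: the skeleton.** Let $n\ge50$ and $D=\{0,1,2,\infty\}$. Take the 36 rows $\rho(i,a,b)$, the 24 columns $A,B$, the 18 wire columns, and all open cells of Section 6. For $k\in\mathbb Z_8$ choose a wire column $\eta_k$, a *plain* row $\rho_k$ and a *switched* row $\sigma_k$ (the two rows open in $\eta_k$), and colors $h_k,g_k$ as follows.

| $k$ | $\eta_k=\eta(a,E,b)$ | $\rho_k$ (plain) | $\sigma_k$ (switched) | $h_k$ | $g_k$ |
|---|---|---|---|---|---|
| 0 | $(0,12,0)$ | $\rho(1,0,0)$ | $\rho(2,0,0)$ | 0 | 1 |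
| 1 | $(0,12,1)$ | $\rho(1,0,1)$ | $\rho(2,0,1)$ | 1 | 1 |
| 2 | $(1,13,0)$ | $\rho(3,1,0)$ | $\rho(1,1,0)$ | 1 | 1 |
| 3 | $(1,24,0)$ | $\rho(4,1,0)$ | $\rho(2,1,0)$ | 1 | 1 |
| 4 | $(0,34,0)$ | $\rho(3,0,0)$ | $\rho(4,0,0)$ | 1 | 0 |
| 5 | $(0,34,1)$ | $\rho(3,0,1)$ | $\rho(4,0,1)$ | 0 | 0 |
| 6 | $(2,14,0)$ | $\rho(1,2,0)$ | $\rho(4,2,0)$ | 0 | 0 |
| 7 | $(2,23,0)$ | $\rho(2,2,0)$ | $\rho(3,2,0)$ | 0 | 0 |

The pairs $\{a,a+1\}$ are $\{0,1\},\{1,2\},\{2,0\}$ for $a=0,1,2$, so $h_k,g_k\in\{a,a+1\}$ in each line. The 16 rows listed are distinct. Reading down the last two columns,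
$$g_k=h_{k+1}\qquad(k\in\mathbb Z_8).\tag{7}$$
Add control columns $\kappa_k$ and control rows $\lambda_k$ ($k\in\mathbb Z_8$), $n-44$ extra rows and $n-50$ extra columns; there are then $36+8+(n-44)=n$ rows and $42+8+(n-50)=n$ columns. Set
$$M(\eta_k)=\{a,a+1,\infty\},\quad M(\sigma_k)=\{0,1,2,\infty\},\quad M(\kappa_k)=\{g_k,\infty\},\quad M(\lambda_k)=\{h_k,\infty\},$$
where $a$ is the index of $\eta_k$. Extra lines have $M=\emptyset$; all other lines keep their $M$ from Section 6. The new open cells are
$$z_k=(\lambda_k,\eta_k),\qquad z'_k=(\sigma_k,\kappa_k),\qquad m_k=(\lambda_{k+1},\kappa_k),$$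
and we write $x_k=(\rho_k,\eta_k)$, $y_k=(\sigma_k,\eta_k)$ for the two old open cells of $\eta_k$. Condition (4) holds: $\eta_k$ has the three open cells $x_k,y_k,z_k$; $\sigma_k$ has four, its three old ones and $z'_k$; $\kappa_k$ has $z'_k,m_k$; $\lambda_k$ has $z_k,m_{k-1}$; the other lines are unchanged.

**Step 2: the clues.** We again verify the hypothesis of Lemma 3. The lines that miss each color are as follows.

- $R_0$: the four $\lambda_k$ with $h_k=1$ and the extra rows. $C_0$: the 6 wire columns with $a=1$, the four $\kappa_k$ with $g_k=1$, and the extra columns. Both have size $n-40$.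
- $R_1$: the four $\lambda_k$ with $h_k=0$ and the extra rows. $C_1$: the 6 wire columns with $a=2$, the four $\kappa_k$ with $g_k=0$, and the extra columns. Both have size $n-40$.
- $R_2$: the 8 control rows and the extra rows. $C_2$: the 6 wire columns with $a=0$, the 8 control columns, and the extra columns. Both have size $n-36$.
- $R_\infty$: the 28 non-switched rows $\rho(i,a,b)$ and the extra rows. $C_\infty$: the 24 columns $A,B$, the 10 wire columns not among the $\eta_k$, and the extra columns. Both have size $n-16$.

Choose $\Phi_0,\Phi_1,\Phi_2,\Phi_\infty$ in this order, avoiding open cells and used cells. For the colors $0,1,2$ only control rows and extra rows occur. A control row has two open cells, an extra row none; within these rows a wire column has at most one open cell (some $z_k$), a control column only $m_k$, an extra column none. So each line has at most 2 open cells inside $R_k\times C_k$. With $m$ the size of the parts, the available degrees for $\Phi_0,\Phi_1,\Phi_2$ are at least $m-2,\ m-3,\ m-4$, where $m\ge10,10,14$; all are $\ge m/2$. For $\infty$ each line has at most 4 open and at most 3 used cells, and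 $m\ge34$, so the degrees are at least $m-7\ge m/2$. Lemmas 4 and 3 give a partial Latin square $P'_n$.

**Step 3: two modes.** We show that in a coloring all the $y_k$ equal $\infty$ or none does. Intersecting the sets $M$ of row and column, and using (7) for $m_k$, the possible colors are
$$x_k\in\{a,a+1\},\quad y_k\in\{a,a+1,\infty\},\quad z_k\in\{h_k,\infty\},\quad z'_k\in\{g_k,\infty\},\quad m_k\in\{g_k,\infty\}.$$
No other open cell can be $\infty$, since it lies in a column $A$, $B$ or an uncut wire column. The color $\infty$ occurs exactly once on each line whose $M$ contains it. So each of the pairs $\{y_k,z_k\}$ (line $\eta_k$), $\{y_k,z'_k\}$ (line $\sigma_k$), $\{z'_k,m_k\}$ (line $\kappa_k$), $\{m_k,z_{k+1}\}$ (line $\lambda_{k+1}$) contains $\infty$ exactly once. Hence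
$$y_k=\infty\iff z'_k\neq\infty\iff m_k=\infty\iff z_{k+1}\ne\infty\iff y_{k+1}=\infty .\tag{8}$$
Either no $y_k$ is $\infty$ (mode 0) or all are (mode 1).

**Step 4: mode 0 has no coloring.** In mode 0, $z_k=z'_k=\infty$ for all $k$. Then the open cells of Section 6 receive on each $\eta_k$ the colors $a,a+1$ and on each $\sigma_k$ the colors $0,1,2$, and nothing changes on the other old lines. This is a coloring of the skeleton of Section 6, which does not exist.

**Step 5: the values forced in mode 1.** In mode 1, (8) gives $y_k=m_k=\infty$, $z_k=h_k$, $z'_k=g_k$ for all $k$, and $x_k$ is the element of $\{a,a+1\}$ other than $h_k$. Let $v^i_{ab}$ be the color of the wire cell of $\rho(i,a,b)$ if this row is not switched, and $v^i_{ab}=g_k$ if it is $\sigma_k$. In both cases $v^i_{ab}\in\{a,a+1\}$, and the cells of the row in $A(i,a)$ and $B(i,b)$ carry the two colors of $\mathbb Z_3\setminus\{v^i_{ab}\}$. So Lemma 5 applies to each $i$ with $w=v^i$, and gives $t_i\in\{1,2\}$. The eight cuts, in the order of the table, force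
$$\begin{aligned}&v^1_{00}=1,\ v^2_{00}=1;\quad v^1_{01}=0,\ v^2_{01}=1;\quad v^3_{10}=2,\ v^1_{10}=1;\quad v^4_{10}=2,\ v^2_{10}=1;\\&v^3_{00}=0,\ v^4_{00}=0;\quad v^3_{01}=1,\ v^4_{01}=0;\quad v^1_{20}=2,\ v^4_{20}=0;\quad v^2_{20}=2,\ v^3_{20}=0.\end{aligned}\tag{9}$$
On the ten uncut wire columns, $\{v^i_{ab},v^{i'}_{ab}\}=\{a,a+1\}$.

**Step 6: mode 1 has at most one coloring.** We determine all $v^i$, writing triples over $b=0,1,2$, and recalling that $t_i$ is the number of $b$ with $v^i_{ab}=a$, for every $a$.

First $a=0$. For the edge $12$: $v^2_{00}=v^2_{01}=1$ and $t_2\ge1$ force $v^2_{02}=0$ and $t_2=1$. The uncut column $b=2$ gives $v^1_{02}=1$. So $v^1_{0\cdot}=(1,0,1)$, $t_1=1$, and $v^2_{0\cdot}=(1,1,0)$. For the edge $34$: $v^4_{00}=v^4_{01}=0$ and $t_4\le2$ force $v^4_{02}=1$ and $t_4=2$. The uncut column gives $v^3_{02}=0$. So $v^3_{0\cdot}=(0,1,0)$, $t_3=2$, and $v^4_{0\cdot}=(0,0,1)$.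

Next $a=1$. Since $t_1=1$ and $v^1_{10}=1$, we have $v^1_{1\cdot}=(1,2,2)$; with (9) at $b=0$ and the uncut columns at $b=1,2$, $v^3_{1\cdot}=(2,1,1)$. In the same way $t_2=1$ and $v^2_{10}=1$ give $v^2_{1\cdot}=(1,2,2)$ and $v^4_{1\cdot}=(2,1,1)$.

Finally $a=2$. Since $t_1=1$ and $v^1_{20}=2$, we have $v^1_{2\cdot}=(2,0,0)$, so $v^4_{2\cdot}=(0,2,2)$. Likewise $t_2=1$ and $v^2_{20}=2$ give $v^2_{2\cdot}=(2,0,0)$ and $v^3_{2\cdot}=(0,2,2)$.

So all $v^i$ are determined. The indices $(b_0,b_1,b_2)$ of Lemma 5 are
$$(1,0,0),\quad(2,0,0),\quad(1,0,0),\quad(2,0,0)\qquad\text{for }i=1,2,3,4.$$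
Each set $\{b_0,b_1,b_2\}$ has exactly two elements, so Lemma 5 (2) says that the colors in the $A$- and $B$-columns are determined as well. (For $i=1$ they are the ones in the example after Lemma 5.)

**Step 7: mode 1 has a coloring.** The $v^i$ just found satisfy (1) of Lemma 5, with $t_1=t_2=1$ and $t_3=t_4=2$: the number of entries equal to $a$ in $v^i_{a\cdot}$ is $1$ for $i=1,2$ and $2$ for $i=3,4$, for all three $a$. By the converse in Lemma 5, suitable $\alpha^i,\beta^i$ exist; put them in the $A$- and $B$-columns. Put $v^i_{ab}$ in the wire cell of each non-switched row, and $y_k=m_k=\infty$, $z_k=h_k$, $z'_k=g_k$. Check the lines. Columns $A,B$ and non-switched rows: Lemma 5. Row $\sigma_k$: $\infty$, $g_k$ and the two colors other than $g_k$ in $\mathbb Z_3$. Column $\eta_k$: $x_k$ and $h_k$ are $a,a+1$ in some order, and $y_k=\infty$. Uncut wire columns: $\{a,a+1\}$, as in Step 6. Column $\kappa_k$: $g_k,\infty$. Row $\lambda_k$: $h_k,\infty$. So there is exactly one coloring.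

**Step 8: a purely quantum coloring.** Use mode 0. Put $e_\infty$ in all $z_k$ and $z'_k$, put $e_{g_k}$ in $m_k$, and use the quantum coloring of Section 6 on its open cells. Column $\eta_k$ carries an ONB of $\mathbb C^{\{a,a+1\}}$ and $e_\infty$; row $\sigma_k$ an ONB of $\mathbb C^{\{0,1,2\}}$ and $e_\infty$; column $\kappa_k$ carries $e_\infty,e_{g_k}$; row $\lambda_{k+1}$ carries $e_\infty$ and $e_{g_k}=e_{h_{k+1}}$, by (7). The other lines are as in Section 6. The entries $\Delta_iX^aZ^b\hat p$ are not multiples of basis vectors.

By Lemma 3, $P'_n$ has exactly one classical completion and a non-classical quantum completion. By Lemma 2, $G_{P'_n}$ is a proper Sudoku puzzle with a purely quantum solution. This proves Theorem 2. $\square$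

If we add the clue $\infty$ in the cell $z_0$, then $y_0\ne\infty$, so only mode 0 remains: the puzzle becomes unsolvable and keeps this quantum solution.

## 8. Size four: four planes in $\mathbb C^4$ and the proof of Theorem 3

Let $S=(x_{ij})$ be a SudoQ square of size $4$, with sub-squares TL, TR, BL, BR (top/bottom, left/right). An entry is called classical if it is a multiple of a canonical basis vector; the *classical part* of $S$ is the classical grid formed by the classical entries.

**Step 1: the square is governed by four planes.** Put
$$W=\mathrm{span}(x_{11},x_{12}),\quad V=\mathrm{span}(x_{11},x_{21}),\quad U=\mathrm{span}(x_{13},x_{23}),\quad T=\mathrm{span}(x_{31},x_{32}).$$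
Row 1 and TL give $\mathrm{span}(x_{13},x_{14})=W^\perp=\mathrm{span}(x_{21},x_{22})$, and then row 2 gives $\mathrm{span}(x_{23},x_{24})=W$. Column 1 and TL give $\mathrm{span}(x_{31},x_{41})=V^\perp=\mathrm{span}(x_{12},x_{22})$, and then column 2 gives $\mathrm{span}(x_{32},x_{42})=V$. TR and column 3 give $\mathrm{span}(x_{14},x_{24})=U^\perp=\mathrm{span}(x_{33},x_{43})$, and then column 4 gives $\mathrm{span}(x_{34},x_{44})=U$. BL and row 3 give $\mathrm{span}(x_{41},x_{42})=T^\perp=\mathrm{span}(x_{33},x_{34})$, and then row 4 gives $\mathrm{span}(x_{43},x_{44})=T$. Therefore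
$$\begin{array}{llll}
x_{11}\in W\cap V,& x_{12}\in W\cap V^\perp,& x_{13}\in W^\perp\cap U,& x_{14}\in W^\perp\cap U^\perp,\\
x_{21}\in W^\perp\cap V,& x_{22}\in W^\perp\cap V^\perp,& x_{23}\in W\cap U,& x_{24}\in W\cap U^\perp,\\
x_{31}\in T\cap V^\perp,& x_{32}\in T\cap V,& x_{33}\in T^\perp\cap U^\perp,& x_{34}\in T^\perp\cap U,\\
x_{41}\in T^\perp\cap V^\perp,& x_{42}\in T^\perp\cap V,& x_{43}\in T\cap U^\perp,& x_{44}\in T\cap U.
\end{array}\tag{10}$$
Within each sub-square the four intersections are mutually orthogonal and nonzero, so in $\mathbb C^4$ they are one-dimensional. Hence $S$ is determined up to phases by $(W,V,U,T)$. Moreover $W$ is spanned by a vector in $V$ and one in $V^\perp$, so the projections $P_W,P_V$ commute; in this way TL, TR, BL, BR show that $P_W$ and $P_T$ commute with $P_V$ and $P_U$. All four have rank 2. Transposing $S$ exchanges $W\leftrightarrow V$ and $T\leftrightarrow U$.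

**Step 2: three cases.** Suppose $P_W,P_T$ commute and $T\notin\{W,W^\perp\}$. Then $P_WP_T$ is the projection onto $W\cap T$. If its rank were 2, $T=W$; if it were 0, then $T\subset W^\perp$ and $T=W^\perp$. So the rank is 1, and $P_W,P_T$ have four one-dimensional joint eigenspaces, spanned by an ONB $(u_l)$. As $P_V,P_U$ commute with both, each $u_l$ is an eigenvector of $P_V$ and $P_U$. So each of $W,V,U,T$ is spanned by two of the $u_l$, and by (10) all entries of $S$ are, up to phase, among $u_1,\dots,u_4$. The same follows if $P_V,P_U$ commute and $U\notin\{V,V^\perp\}$. And it follows if $T\in\{W,W^\perp\}$ and $U\in\{V,V^\perp\}$, since then all entries lie on the four lines of TL. So, up to transposition, one of these holds: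

- (I) all entries of $S$ are, up to phase, in one ONB $(u_1,\dots,u_4)$;
- (II) $U\in\{V,V^\perp\}$ and $P_W,P_T$ do not commute;
- (III) neither $P_W,P_T$ nor $P_V,P_U$ commute.

From now on $S$ is not classical. We show in each case that its classical part has at least two classical solutions. Transposition does not affect this statement.

**Step 3: Case I, by relabeling.** Write $x_{ij}\sim u_{s(i,j)}$; then $s$ is an ordinary Sudoku solution. Let $I$ be the set of $l$ with $u_l$ canonical, say $u_l\sim e_{\pi_0(l)}$ for $l\in I$. For each bijection $\pi$ of $\{1,\dots,4\}$ extending $\pi_0$, $\pi\circ s$ is a classical solution of the classical part, and different $\pi$ give different solutions. Now $|I|\ne4$ since $S$ is not classical, and $|I|\ne3$ since three canonical vectors of an ONB of $\mathbb C^4$ force the fourth to be canonical. So there are $(4-|I|)!\ge2$ such $\pi$.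

**Step 4: Case II, by relabeling two pairs in $V$ and two in $V^\perp$.** In this step $a,\dots,h$ denote entries: $a=x_{11},\ c=x_{21},\ f=x_{32},\ h=x_{42}$ in $V$ and $b=x_{12},\ d=x_{22},\ e=x_{31},\ g=x_{41}$ in $V^\perp$. If $U=V$, then (10) gives $x_{13}\in W^\perp\cap V$, so $x_{13}\sim c$, and likewise for the other right-hand entries; if $U=V^\perp$, then $x_{13}\in W^\perp\cap V^\perp$, so $x_{13}\sim d$, and so on. Up to phases, $S$ is
$$U=V:\ \begin{pmatrix}a&b&c&d\\c&d&a&b\\e&f&g&h\\g&h&e&f\end{pmatrix},\qquad U=V^\perp:\ \begin{pmatrix}a&b&d&c\\c&d&b&a\\e&f&h&g\\g&h&f&e\end{pmatrix}.\tag{11}$$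
The pairs $\{a,c\},\{f,h\}$ are ONBs of $V$, and $\{b,d\},\{e,g\}$ are ONBs of $V^\perp$. Let $\mathcal V$ be the set of $k$ such that $e_k$ occurs up to phase among $a,c,f,h$, and $\mathcal V'$ the set of $k$ such that $e_k$ occurs among $b,d,e,g$. As $V$ and $V^\perp$ are orthogonal planes, $\mathcal V,\mathcal V'$ are disjoint with at most two elements each. Call a 2-set $Q\subset\{1,2,3,4\}$ *admissible* if $\mathcal V\subset Q$ and $Q\cap\mathcal V'=\emptyset$; such sets exist.

Let $Q$ be admissible, with complement $Q^c$. Treat the eight letters as formal symbols and choose bijections $\{a,c\}\to Q$, $\{f,h\}\to Q$, $\{b,d\}\to Q^c$, $\{e,g\}\to Q^c$ that send each canonical member $e_k$ to $k$. They exist, because the two members of a pair are orthogonal and $\mathcal V\subset Q$, $\mathcal V'\subset Q^c$. Substitute in (11). Every row and every sub-square consists of $\{a,c\}\cup\{b,d\}$ or of $\{e,g\}\cup\{f,h\}$, and every column of $\{a,c\}\cup\{e,g\}$ or of $\{b,d\}\cup\{f,h\}$; in each case one pair takes the values $Q$ and the other $Q^c$. So we get a Sudoku solution, and it extends the classical part.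

It remains to find two of them. If some pair has no canonical member, its bijection can be chosen in two ways. Otherwise every pair has a canonical member, and since $S$ is not classical some pair has exactly one. Say this pair is $\{v,v'\}\subset V$ with $v\sim e_k$. A canonical vector in $V$ other than $e_k$ would be orthogonal to $e_k$ in the plane $V$, hence proportional to $v'$, which is not canonical. So $\mathcal V=\{k\}$. Also $v'$ is orthogonal to $e_k$ and not canonical, so it has at least two nonzero coordinates $l,l'\ne k$. Then none of $e_k,e_l,e_{l'}$ is in $V^\perp$: $e_k\in V$, while $e_l,e_{l'}$ are not orthogonal to $v'\in V$. So $\mathcal V'\cap\{k,l,l'\}=\emptyset$, and both $Q=\{k,l\}$ and $Q=\{k,l'\}$ are admissible. They give different solutions, since the value sets of $\{a,c\}$ in the cells $(1,1),(2,1)$ differ. If the pair lies in $V^\perp$, exchange the roles of $V$ and $V^\perp$: then $\mathcal V'=\{k\}$, $\mathcal V\cap\{k,l,l'\}=\emptyset$, and $Q^c=\{k,l\}$, $Q^c=\{k,l'\}$ both work.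

**Step 5: Case III, the tensor form.** Here we find a factorization of $\mathbb C^4$. Let $\mathcal A$ be the unital algebra generated by $P_W,P_T$; it is a $*$-algebra as its generators are self-adjoint. By the structure theorem $\mathbb C^4=\bigoplus_jH_j\otimes K_j$ with $\mathcal A=\bigoplus_jB(H_j)\otimes1$ and $P_V,P_U\in\mathcal A'=\bigoplus_j1\otimes B(K_j)$. As $\mathcal A$ is non-commutative, some $\dim H_j\ge2$. As $P_V,P_U$ do not commute, some $\dim K_l\ge2$.

Suppose no single index has both properties. Then $j\ne l$, $\dim K_j=1$, $\dim H_l=1$, and both summands have dimension at least 2; so by dimension there are exactly two summands, of types $(\dim H,\dim K)=(2,1)$ and $(1,2)$. On the second, $P_W$ and $P_T$ are scalars, of rank 0 or 2. On the first they are therefore non-commuting projections of a two-dimensional space, so both have rank 1 there. Then $\mathrm{rank}\,P_W\in\{1,3\}$, contradicting rank 2.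

So one index has both properties, and by dimension $\mathbb C^4=H\otimes K$ with $\dim H=\dim K=2$ and
$$P_W=\mathsf m\otimes1,\quad P_T=\mathsf m'\otimes1,\quad P_V=1\otimes\mathsf n,\quad P_U=1\otimes\mathsf n'.$$
These have rank 2, so $\mathsf m,\mathsf m',\mathsf n,\mathsf n'$ are rank-one projections, where $\mathsf m,\mathsf m'$ do not commute and $\mathsf n,\mathsf n'$ do not commute. Write $\mathsf m^+=\mathsf m$, $\mathsf m^-=1-\mathsf m$, and so on. Two rank-one projections of a two-dimensional space commute exactly when they are equal or orthogonal. So all overlaps $\mathrm{tr}(\mathsf m^\pm\mathsf m'^\pm)$ and $\mathrm{tr}(\mathsf n^\pm\mathsf n'^\pm)$, for all choices of signs, lie strictly between $0$ and $1$. By (10) the projections onto the entries of $S$ are $\mathsf m^\pm\otimes\mathsf n^\pm$ in TL, $\mathsf m^\pm\otimes\mathsf n'^\pm$ in TR, $\mathsf m'^\pm\otimes\mathsf n^\pm$ in BL, and $\mathsf m'^\pm\otimes\mathsf n'^\pm$ in BR.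

**Step 6: Case III, which cells can be classical together.** Compare entries by the trace of the product of their projections. For TL against BR, and for TR against BL, this is a product of two numbers strictly between $0$ and $1$: the entries are neither orthogonal nor equal. For TL against TR it is $0$ if the signs of $\mathsf m$ differ and otherwise lies strictly between $0$ and $1$. So such entries are never equal, and they are orthogonal exactly when one lies in $W$ and the other in $W^\perp$; by (10), exactly when they are in the same row. Likewise for BL against BR, with $T$. For TL against BL (with $V$) and TR against BR (with $U$), entries are never equal, and are orthogonal exactly when they are in the same column.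

Two classical entries are equal or orthogonal. So any two distinct classical cells of $S$ carry different symbols and share a row, column or sub-square, and they never lie in diagonally opposite sub-squares. Hence the classical cells meet at most two sub-squares, and if two, adjacent ones. If they meet, say, TL and TR, every classical TL cell is in the same row as every classical TR cell, so all of them lie in one row; likewise for the other adjacent pairs, with a row or a column. In all cases the classical cells lie in one row, column or sub-square, and carry distinct symbols. Extend these symbols to a permutation on that line. It remains to see that *any full row, column or sub-square extends to at least two Sudoku solutions*. The solutions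
$$\begin{pmatrix}1&2&3&4\\3&4&1&2\\2&1&4&3\\4&3&2&1\end{pmatrix},\qquad\begin{pmatrix}1&2&3&4\\3&4&1&2\\4&3&2&1\\2&1&4&3\end{pmatrix}$$
have the same first row and the same sub-square TL. The general case follows by relabeling symbols, permuting bands, stacks, rows within a band and columns within a stack, and transposing.

This proves that the classical part of every non-classical SudoQ square of size 4 has at least two classical solutions.

**Step 7: both parts of the conjecture for $n=2$.** Let $G$ be a classical $4\times4$ grid with a quantum solution $S$. The nonzero entries of $G$ are classical entries of $S$, so every classical solution of the classical part of $S$ is a classical solution of $G$. If $S$ is classical, $G$ is solvable. If $S$ is not classical, $G$ has at least two classical solutions. So an unsolvable puzzle has no quantum solution, and a proper puzzle has no purely quantum solution. This proves Theorem 3. $\square$
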